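\title{Catalan numbers in a cluster expansion for the expected permanent of random regular matrices}

\begin{abstract}
For a random $n\times n$ matrix with all row and column sums equal to $r$, the expected sums of subpermanents, compared with those of a Bernoulli matrix of the same density, define a formal cluster expansion with coefficients $T_i(n)$. Federbush conjectured that $T_i(n)/n$ has a limit $Q_i$, that the limit is the same for three natural ensembles (uniform $0$-$1$ matrices, sums of $r$ independent permutation matrices, and the configuration model), and that it is a combination of the powers $r^{-k}$ with $i/2\le k\le i-1$. We prove the conjecture in the form $T_i(n)=nQ_i+O(1)$ and compute the limit: $\sum_i iQ_it^i=\frac{t^2}{r}\,c\bigl(t(1-t)/r\bigr)^2$, where $c$ is the generating function of the Catalan numbers. The error term is best possible for $r\ge2$, and the limits $Q_i$ characterize the leading asymptotics of the cumulants of the normalized moments.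
\end{abstract}

\section{The problem and the results}\label{sec:problem}

\subsection{Three ensembles of regular matrices}

For an $n\times n$ matrix $A=(a_{uv})$ and $0\le m\le n$, let $\operatorname{perm}_m(A)$ be the sum of the permanents of all $m\times m$ submatrices of $A$, so that $\operatorname{perm}_0(A)=1$ and $\operatorname{perm}_n(A)=\operatorname{perm}(A)$. Written out, $\operatorname{perm}_m(A)$ is a sum of $\binom nm^2m!$ products, one for each choice of $m$ cells in distinct rows and distinct columns. If the entries are nonnegative integers, $A$ describes a bipartite multigraph with $a_{uv}$ edges between row $u$ and column $v$, and $\operatorname{perm}_m(A)$ counts its matchings with $m$ edges.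

Fix integers $r\ge1$ and $n\ge r$, and put $N=rn$. We consider three random matrices whose row and column sums all equal $r$, and denote each ensemble by its expectation.
\begin{itemize}
\item $E$: the uniform measure on $0$-$1$ matrices with all row and column sums $r$.
\item $E_1$: the sum of $r$ independent uniformly random $n\times n$ permutation matrices.
\item $E_2$: take a uniformly random $N\times N$ permutation matrix and let $a_{uv}$ be the sum of its entries in the positions $(u',v')$ with $u'\equiv u$ and $v'\equiv v$ modulo $n$. Equivalently (the \emph{configuration model}), each row and each column owns $r$ points, $\tau$ is a uniformly random bijection from the $N$ row points to the $N$ column points, and $a_{uv}$ is the number of points of row $u$ that $\tau$ maps to points of column $v$.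
\end{itemize}
Under $E_1$ and $E_2$ entries larger than $1$ occur. For $r=1$ all three ensembles reduce to a single uniform permutation matrix. The symbol $\mathcal E$ stands for any one of $E,E_1,E_2$. The reference ensemble is the Bernoulli ensemble $E_B$, whose entries are independent, equal to $1$ with probability $r/n$ and to $0$ otherwise; for it $E_B(\operatorname{perm}_m(B))=\binom nm^2m!\,(r/n)^m$.

\subsection{The coefficients $C_i$ and $T_i$}

The expansion is defined as follows. Let
\[
f(i,k)=\frac{\binom ni^2\binom ik^2}{\binom nk^2\binom n{i-k}^2},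
\]
and for $0\le i\le n$ let
\begin{equation}\label{eq:Cdef}
C_i=\frac{1}{r^i}\,\frac{n^i(n-i)!}{n!}\sum_{k=0}^i f(i,k)\,\mathcal E(\operatorname{perm}_{i-k}(A))\,(-1)^k\,E_B(\operatorname{perm}_k(B)),
\end{equation}
with $C_i=0$ for $i>n$. We shall see that $C_0=1$ and $C_1=0$. The numbers $T_i=T_i(n)$, $i\ge2$, are defined by the identity of formal power series
\begin{equation}\label{eq:Tdef}
1+\sum_{i\ge2}C_it^i=\exp\Bigl(\sum_{i\ge2}T_it^i\Bigr);
\end{equation}
thus $T_2=C_2$, $T_3=C_3$, $T_4=C_4-\frac12T_2^2$, $T_5=C_5-T_3T_2$, and so on.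

The definition becomes transparent in terms of the normalized moments
\begin{equation}\label{eq:x}
x_m=\frac{\mathcal E(\operatorname{perm}_m(A))}{E_B(\operatorname{perm}_m(B))}=\Bigl(\frac nr\Bigr)^m\frac{\mathcal E(\operatorname{perm}_m(A))}{\binom nm^2m!}\qquad(0\le m\le n).
\end{equation}
Here $x_0=1$, and $x_1=1$ because $\operatorname{perm}_1(A)$ is the sum of all entries, which is $rn$.

\begin{lemma}\label{lem:C}
For $0\le i\le n$ we have $C_i=\binom ni\sum_{k=0}^i\binom ik(-1)^kx_{i-k}$.
\end{lemma}

\begin{proof}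
The denominators of $f(i,k)$ cancel against the binomial coefficients in the two expectations:
\[
f(i,k)\,\mathcal E(\operatorname{perm}_{i-k})\,E_B(\operatorname{perm}_k)=\binom ni^2\binom ik^2k!\,(i-k)!\Bigl(\frac rn\Bigr)^ix_{i-k}=\binom ni^2i!\binom ik\Bigl(\frac rn\Bigr)^ix_{i-k}.
\]
It remains to use $\binom ni^2\,i!\,(n-i)!/n!=\binom ni$.
\end{proof}

All three ensembles are invariant under permutations of the rows and of the columns. Hence all products in $\operatorname{perm}_m(A)$ have the same expectation, and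
\begin{equation}\label{eq:diag}
x_m=\mathcal E(X_1\cdots X_m),\qquad X_j=\frac nr\,a_{jj}.
\end{equation}
With $U_j=X_j-1$, Lemma~\ref{lem:C} says that $C_i=\binom ni\,\mathcal E(U_1\cdots U_i)$, that is,
\[
1+\sum_{i\ge2}C_it^i=\mathcal E\prod_{j=1}^n(1+tU_j).
\]
This polynomial interpolates between $1$ at $t=0$ and $x_n=\mathcal E(\operatorname{perm}A)/E_B(\operatorname{perm}B)$ at $t=1$. If $E_B$ is put in place of $\mathcal E$, the $U_j$ are independent and centered, and all $T_i$ vanish. In general $\sum T_it^i$ is the logarithm of a partition function of $n$ centered, weakly dependent variables, and it measures the correlations that the fixed line sums create. One expects such a logarithm to be proportional to $n$, although the $C_i$ grow faster ($C_4$ has order $n^2$; see Section~\ref{sec:trees}). One may also expect the constant of proportionality to be insensitive to the treatment of multiple entries: $E$ is $E_2$ conditioned on an event whose probability stays bounded away from $0$ (Section~\ref{sec:E}), and such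 a conditioning should affect a logarithm only at order $1$.

\subsection{The conjecture and the theorems}

The problem, posed by Federbush \cite{Fed}, is the following.

\medskip
\noindent\textbf{Conjecture.} \emph{For fixed $r$ and $i\ge2$ the limit $\lim_{n\to\infty}T_i(n)/n$ exists and is the same for $E$, $E_1$, $E_2$. It has the form $\sum_ka_k(i)\,r^{-k}$, where $\lceil i/2\rceil\le k\le i-1$ and the coefficients $a_k(i)$ do not depend on $r$.}
\medskip

We write $\mathrm{Cat}_k=\frac1{k+1}\binom{2k}k$ for the Catalan numbers and $c(x)=\sum_{k\ge0}\mathrm{Cat}_kx^k$. Recall that $c=1+xc^2$; equivalently, $\mathrm{Cat}_0=1$ and $\mathrm{Cat}_m=\sum_{a+b=m-1}\mathrm{Cat}_a\mathrm{Cat}_b$ for $m\ge1$. Throughout, $r$, $i$ and all similar indices are fixed and $n\to\infty$; constants in $O(\cdot)$ may depend on the fixed indices but not on $n$. Further, $(y)_s=y(y-1)\cdots(y-s+1)$ and $[l]=\{1,\dots,l\}$.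

\begin{theorem}\label{thm:main}
For every $r\ge1$, every $i\ge2$ and each of $E,E_1,E_2$,
\[
T_i(n)=nQ_i+O(1),\qquad Q_i=\sum_{k=\lceil i/2\rceil}^{i-1}\frac{a_k(i)}{r^k},\qquad a_k(i)=\frac{(-1)^{i-1-k}}{i}\binom{k-1}{i-1-k}\mathrm{Cat}_k .
\]
Thus the limits exist, coincide, and have the conjectured form. All $a_k(i)$ with $\lceil i/2\rceil\le k\le i-1$ are nonzero, so the range of $k$ is sharp. Equivalently,
\begin{equation}\label{eq:gf}
\sum_{i\ge2}iQ_it^i=\frac{t^2}{r}\,c\Bigl(\frac{t(1-t)}r\Bigr)^2 .
\end{equation}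
\end{theorem}

For example $Q_2=\frac1{2r}$, $Q_3=\frac2{3r^2}$, $Q_4=\frac5{4r^3}-\frac1{2r^2}$. For $r=1$ the series $1/(1-t)$ solves $c=1+t(1-t)c^2$, so \eqref{eq:gf} equals $t^2/(1-t)^2$ and $Q_i=(i-1)/i$.

The second theorem shows that the ensembles can be told apart at the next order, and it isolates the property of an ensemble that decides the limits. The \emph{cumulants} $\kappa_j$ of a sequence $(x_m)$ with $x_0=1$ are defined by
\begin{equation}\label{eq:cum}
\log\sum_{m\ge0}x_m\frac{z^m}{m!}=\sum_{j\ge1}\kappa_j\frac{z^j}{j!};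
\end{equation}
$\kappa_j$ depends only on $x_1,\dots,x_j$, so it is determined by \eqref{eq:x} once $n\ge j$.

\begin{theorem}\label{thm:sharp}
\textup{(a)} For $r\ge2$ the $O(1)$ terms differ among the three ensembles:
\begin{align*}
T_2^{E_1}&=\frac n{2r},\\
T_2^{E_2}&=\frac{n(n-1)}{2(rn-1)}=\frac n{2r}-\frac{r-1}{2r^2}+o(1),\\
T_2^{E}&=\frac{n(n-r)}{2r(n-1)}=\frac n{2r}-\frac{r-1}{2r}+o(1).
\end{align*}
\textup{(b)} Let any ensemble, or any numbers, be used in place of $\mathcal E(\operatorname{perm}_m(A))$ in \eqref{eq:Cdef} and \eqref{eq:x}, subject to $x_0=x_1=1$ for every $n$. Then $T_i/n\to Q_i$ for all $i\ge2$ if and only if $n^{j-1}\kappa_j\to r^{1-j}\,\frac{(2j-2)!}{j!}$ for all $j\ge2$.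
\end{theorem}

By part (a), the error $O(1)$ in Theorem~\ref{thm:main} cannot be replaced by $o(1)$ when $r\ge2$.

\subsection{Plan of the proof}

Section~\ref{sec:low} computes $x_m$ for $E_1$ and $E_2$, proves Theorem~\ref{thm:sharp}(a), and gives a heuristic for \eqref{eq:gf}. Section~\ref{sec:trees} expresses $T_i$ through the cumulants as a sum over connected graphs, in which only trees contribute at order $n$; this reduces the conjecture to the asymptotics of $n^{j-1}\kappa_j$. These are found for $E_1$ and $E_2$ from a differential equation (Section~\ref{sec:cat}) and transferred to $E$ by an estimate on finite differences (Section~\ref{sec:E}), which is the analytic core of the paper. Section~\ref{sec:coef} evaluates the sum over trees by a three-term recurrence.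

\section{Moments, second order, and a heuristic}\label{sec:low}

The following two formulas are known; we include the short proofs.

\begin{lemma}\label{lem:E12}
For $0\le m\le n$,
\begin{align*}
E_1(\operatorname{perm}_m(A))&=\frac1{(n!)^r}\binom nm^2m!\sum_{m_1+\dots+m_r=m}\frac{m!\,(n-m_1)!\cdots(n-m_r)!}{m_1!\cdots m_r!},\\
E_2(\operatorname{perm}_m(A))&=\binom nm^2\,\frac{r^{2m}\,m!\,(N-m)!}{N!}.
\end{align*}
Equivalently,
\begin{equation}\label{eq:x12}
x^{E_1}_m=r^{-m}\sum_{m_1+\dots+m_r=m}\frac{m!}{m_1!\cdots m_r!}\prod_{k=1}^r\frac{n^{m_k}}{(n)_{m_k}},\qquad x_m^{E_2}=\frac{N^m}{(N)_m}.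
\end{equation}
\end{lemma}

\begin{proof}
By \eqref{eq:diag} we need $\mathcal E(a_{11}\cdots a_{mm})$. For $E_1$ write $A=P_1+\dots+P_r$ and expand the product; a term assigns each $j\in[m]$ to one of the $P_k$. If $m_k$ indices are assigned to $P_k$, the term has expectation $\prod_k1/(n)_{m_k}$, and there are $m!/\prod_km_k!$ such terms. For $E_2$, the product $a_{11}\cdots a_{mm}$ counts the ways to choose, for each $j\in[m]$, a point of row $j$ and a point of column $j$ that are matched by $\tau$. There are $r^{2m}$ choices of points, and $\tau$ contains $m$ given disjoint pairs with probability $1/(N)_m$.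
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:sharp}\textup{(a)}]
By Lemma~\ref{lem:C}, $T_2=C_2=\binom n2(x_2-2x_1+x_0)=\binom n2(x_2-1)$.

For $E_1$, the $r$ terms of \eqref{eq:x12} with one $m_k=2$ contribute $n/(n-1)$ each, and the $\binom r2$ terms with two indices $m_k=1$ contribute $2$ each. So $x_2=r^{-2}\bigl(r\frac n{n-1}+r(r-1)\bigr)$ and $x_2-1=\frac1{r(n-1)}$. For $E_2$, $x_2-1=\frac1{N-1}$.

For $E$ we use the line sums. Taking expectations in $\sum_ua_{11}a_{u1}=ra_{11}$, with $a_{11}^2=a_{11}$ and $E(a_{11})=r/n$, gives $E(a_{11}a_{21})=\frac{r(r-1)}{n(n-1)}$. Taking expectations in $\sum_va_{11}a_{2v}=ra_{11}$ gives $(n-1)E(a_{11}a_{22})=\frac{r^2}n-\frac{r(r-1)}{n(n-1)}$. Hence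
\[
x_2-1=\frac n{n-1}-\frac{n(r-1)}{r(n-1)^2}-1=\frac{n-r}{r(n-1)^2}.
\]
Multiplication by $\binom n2$ gives the three exact values. Subtracting $\frac n{2r}$ leaves $0$, $-\frac{n(r-1)}{2r(rn-1)}$ and $-\frac{n(r-1)}{2r(n-1)}$, with limits $0$, $-\frac{r-1}{2r^2}$, $-\frac{r-1}{2r}$; these are pairwise distinct for $r\ge2$.
\end{proof}

\subsection*{Where Catalan numbers come from}

The ensemble $E_2$ suggests the answer. Let $G$ have density $g^Ne^{-g}/N!$ on $(0,\infty)$ and let $X=N/G$. Then $\mathbb E X^m=N^m(N-m)!/N!=x_m^{E_2}$, so by Lemma~\ref{lem:C} the left side of \eqref{eq:Tdef} is $\mathbb E(1-t+tX)^n$. With $\sigma=1-t$ and $g=N/X$, the integrand is $e^{n\Phi(X)}$ up to factors that are not exponential in $n$, where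
\[
\Phi(X)=r\Bigl(1-\frac1X-\log X\Bigr)+\log(\sigma+tX).
\]
Laplace's method suggests that $\sum Q_it^i$ is the stationary value of $\Phi$. The stationarity condition $r(X-1)(\sigma+tX)=tX^2$ is quadratic, and the substitution $X=1/(1-y)$ turns it into
\begin{equation}\label{eq:y}
ry(1-\sigma y)=t,\qquad\text{which is solved by}\qquad y=\frac tr\,c\Bigl(\frac{t\sigma}r\Bigr);
\end{equation}
indeed, with $x=t\sigma/r$ we have $\sigma y=xc$ and $ry(1-\sigma y)=t(c-xc^2)=t$. At a stationary point only the explicit dependence on $t$ contributes to the derivative, so one expects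
\[
\sum_iiQ_it^i=\frac{t(X-1)}{\sigma+tX}=\frac{ty}{1-\sigma y}=ry^2,
\]
which is \eqref{eq:gf}. This is a guide only: Laplace's method treats a fixed real $t$, whereas the $T_i$ are Taylor coefficients, and it says nothing about $E$. Of this paragraph only the identity \eqref{eq:y} is used later.

\section{Cumulants and trees}\label{sec:trees}

In this section $x_0=x_1=1,x_2,x_3,\dots$ are arbitrary numbers, which may depend on $n$. Let $L$ be the linear functional on polynomials in one variable $X$ with $L(X^m)=x_m$, applied coefficientwise to power series, and let $U=X-1$. By Lemma~\ref{lem:C}, $C_i=\binom niL(U^i)$, so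
\begin{equation}\label{eq:L}
\sum_{i\ge2}T_it^i=\log L\bigl((1+tU)^n\bigr).
\end{equation}
Values $x_m$ with $m>n$ play no role here and may be set to $0$.

We use twice the \emph{exponential formula}: for elements $\mu_q,\nu_q$ of a commutative algebra over $\mathbb Q$,
\begin{equation}\label{eq:exp}
1+\sum_{q\ge1}\mu_q\frac{z^q}{q!}=\exp\sum_{q\ge1}\nu_q\frac{z^q}{q!}\iff\mu_q=\sum_\pi\prod_{B\in\pi}\nu_{|B|}\quad(q\ge1),
\end{equation}
where $\pi$ runs over the set partitions of $[q]$. First, $L(e^{zU})=e^{-z}L(e^{zX})$ and $\kappa_1=x_1=1$, so $\log L(e^{zU})=\sum_{j\ge2}\kappa_jz^j/j!$, and \eqref{eq:exp} gives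
\begin{equation}\label{eq:mc}
L(U^i)=\sum_\pi\prod_{B\in\pi}\kappa_{|B|},
\end{equation}
summed over the partitions of an $i$-element set into blocks of size at least $2$. The exclusion of singletons is where $x_1=1$ enters, and it will produce the lower bound $k\ge i/2$.

\begin{example}\label{ex:T4}
We have $L(U^2)=\kappa_2$, $L(U^3)=\kappa_3$, $L(U^4)=\kappa_4+3\kappa_2^2$. Thus $T_2=\binom n2\kappa_2$ and $T_3=\binom n3\kappa_3$, which are of order $n$ if $\kappa_j$ is of order $n^{1-j}$. We therefore put
\[
\chi_j=n^{j-1}\kappa_j\qquad(j\ge2)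
\]
and think of the $\chi_j$ as bounded. The first cancellation occurs for $i=4$. The term $3\binom n4\kappa_2^2$ of $C_4$ has order $n^2$, but
\[
T_4=\binom n4\kappa_4+\Bigl[3\binom n4-\frac12\binom n2^2\Bigr]\kappa_2^2=\binom n4\kappa_4-\frac{n(n-1)(2n-3)}4\,\kappa_2^2,
\]
so that $T_4/n=\frac1{24}\chi_4-\frac12\chi_2^2+O(1/n)$ for bounded $\chi_2,\chi_4$.
\end{example}

To see this cancellation for all $i$ we need a form of \eqref{eq:L} in which the logarithm can be taken combinatorially. The factor $\binom ni$ is not multiplicative, but the powers of $n$ are; so we expand $(1+tU)^n=\exp(n\log(1+tU))$ in powers of $n$ and keep track of which factor of the logarithm each $U$ comes from.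

Let $\lambda_k=(-1)^{k-1}/k$, so that $\log(1+x)=\sum_{k\ge1}\lambda_kx^k$. A \emph{diagram} of order $i$ consists of $q\ge1$, positive integers $k_1,\dots,k_q$ with sum $i$, and a partition $\pi$ of the disjoint union of fixed sets $P_1,\dots,P_q$ (\emph{packets}), $|P_j|=k_j$, into blocks of size at least $2$. Its \emph{incidence graph} is the bipartite multigraph whose vertices are the $q$ packets and the $|\pi|$ blocks, with one edge for each of the $i$ elements, joining its packet to its block (Figure~\ref{fig:graphs}). A diagram with connected incidence graph is a \emph{cluster}, and a \emph{tree cluster} if the graph is a tree. The weight of a diagram is $\frac1{q!}\prod_j\lambda_{k_j}$, written $\mathrm{wt}$. There are finitely many clusters of order $i$, and they and their weights depend neither on $n$ nor on $r$.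

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=0.95]
\draw (0,0)--(0.5,1)--(1,0) (2,0)--(2.5,1)--(3,0);
\draw (5,0)--(5.5,1)--(6,0)--(6.5,1)--(7,0);
\draw (9,0)--(9,1)--(10,0)--(10,1)--(9,0);
\draw[fill=white] (0,0) circle (3pt) (1,0) circle (3pt) (2,0) circle (3pt) (3,0) circle (3pt) (5,0) circle (3pt) (6,0) circle (3pt) (7,0) circle (3pt) (9,0) circle (3pt) (10,0) circle (3pt);
\fill (0.4,0.9) rectangle (0.6,1.1) (2.4,0.9) rectangle (2.6,1.1) (5.4,0.9) rectangle (5.6,1.1) (6.4,0.9) rectangle (6.6,1.1) (8.9,0.9) rectangle (9.1,1.1) (9.9,0.9) rectangle (10.1,1.1);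
\node at (1.5,-0.55) {$n^{4+2-4}=n^2$};
\node at (6,-0.55) {$n^{3+2-4}=n$};
\node at (9.5,-0.55) {$n^{2+2-4}=1$};
\end{tikzpicture}
\caption{Three incidence graphs of order $i=4$ with two blocks of size $2$. Circles are packets, squares are blocks, and each edge is an element. A graph with $q$ packets and $|\pi|$ blocks carries the factor $n^{q+|\pi|-i}\chi_2^2$. The left graph is disconnected and is removed by the logarithm; the tree in the middle contributes to $T_4$ at order $n$; the cycle on the right contributes at order $1$.}\label{fig:graphs}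
\end{figure}

\begin{proposition}\label{prop:cluster}
For every positive integer $a$ and every $i\ge1$,
\begin{equation}\label{eq:cluster}
[t^i]\log L\bigl((1+tU)^a\bigr)=\sum_{\text{clusters of order }i}\mathrm{wt}\cdot a^q\prod_{B\in\pi}\kappa_{|B|}.
\end{equation}
\end{proposition}

\begin{proof}
Expanding $\exp\bigl(a\sum_k\lambda_kt^kU^k\bigr)$ and applying \eqref{eq:mc} to $U^{k_1+\dots+k_q}$, with $P_1\sqcup\dots\sqcup P_q$ as the underlying set, we obtain
\[
L\bigl((1+tU)^a\bigr)=1+\sum_{q\ge1}\mu_q\frac{a^q}{q!},\qquad\mu_q=\sum\prod_{j=1}^q\lambda_{k_j}t^{k_j}\prod_{B\in\pi}\kappa_{|B|},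
\]
where the sum is over all diagrams with $q$ packets. Let $\nu_q$ be the same sum restricted to clusters. Every block meets a packet, so the connected components of an incidence graph partition the label set $[q]$, and a diagram is the same as such a partition together with a cluster on each part. The summand is multiplicative over components. Hence the right side of \eqref{eq:exp} holds, with coefficients in the power series in $t$. Since $t^q$ divides $\mu_q$ and $\nu_q$, we may substitute $z=a$ and read off the coefficient of $t^i$.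
\end{proof}

Take $a=n$. Since the block sizes add up to $i$, we have $\prod_B\kappa_{|B|}=n^{|\pi|-i}\prod_B\chi_{|B|}$, so a cluster carries the power $n^{q+|\pi|-i}$. A connected multigraph with $i$ edges has at most $i+1$ vertices, with equality exactly for trees. Therefore
\begin{equation}\label{eq:theta}
\frac{T_i}n=\Theta_i(\chi_2,\dots,\chi_i)+\frac1n\,\Xi_i\Bigl(\chi_2,\dots,\chi_i,\frac1n\Bigr),\qquad\Theta_i=\sum_{\text{tree clusters of order }i}\mathrm{wt}\cdot\prod_{B\in\pi}\chi_{|B|},
\end{equation}
with universal polynomials $\Theta_i,\Xi_i$. For $i=4$, the tree cluster with one block has four packets of size $1$ and weight $\frac1{24}$. The tree clusters with two blocks have packet sizes $2,1,1$ in $3$ orders, with $2$ pairings each and weight $\lambda_2/3!$; they add up to $-\frac12\chi_2^2$, as in Example~\ref{ex:T4}.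

\begin{proposition}\label{prop:reduce}
Let $\gamma_2,\gamma_3,\dots$ be numbers independent of $n$.
\begin{itemize}
\item[\textup{(i)}] If $\chi_j=\gamma_j+O(1/n)$ for $2\le j\le i$, then $T_i=n\,\Theta_i(\gamma_2,\dots,\gamma_i)+O(1)$.
\item[\textup{(ii)}] $T_i/n\to\Theta_i(\gamma_2,\dots,\gamma_i)$ for all $i\ge2$ if and only if $\chi_j\to\gamma_j$ for all $j\ge2$.
\item[\textup{(iii)}] If $\gamma_j=r^{1-j}g_j$ with $g_j$ independent of $r$, then $\Theta_i(\gamma_2,\dots,\gamma_i)=\sum_{k=\lceil i/2\rceil}^{i-1}a^*_k(i)\,r^{-k}$ with $a_k^*(i)$ independent of $r$.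
\end{itemize}
\end{proposition}

\begin{proof}
Part (i) and the ``if'' direction of (ii) are read off from \eqref{eq:theta}.

For ``only if'' we show that the system \eqref{eq:theta} is triangular. A diagram with a single block is connected for every choice of $k_1,\dots,k_q$, so these clusters contribute $\kappa_i[t^i]e^{n\log(1+t)}=\binom ni\kappa_i$ to $T_i$. All other clusters involve only $\kappa_j$ with $j<i$. Hence
\[
\frac{T_i}n=\frac{(n)_i}{n^i}\,\frac{\chi_i}{i!}+\Lambda_i\Bigl(\chi_2,\dots,\chi_{i-1},\frac1n\Bigr)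
\]
with a polynomial $\Lambda_i$. The only tree cluster with one block has $i$ packets of size $1$, so $\Theta_i=\chi_i/i!+\Lambda_i(\chi_2,\dots,\chi_{i-1},0)$. Suppose that $T_i/n\to\Theta_i(\gamma)$ for all $i$ and, inductively, that $\chi_j\to\gamma_j$ for $2\le j<i$. Then $\chi_i/i!\to\Theta_i(\gamma)-\Lambda_i(\gamma_2,\dots,\gamma_{i-1},0)=\gamma_i/i!$.

For (iii), a tree cluster contributes $\mathrm{wt}\cdot\prod_Bg_{|B|}\cdot r^{|\pi|-i}$. Blocks have size at least $2$, so $1\le|\pi|\le\lfloor i/2\rfloor$, and $k=i-|\pi|$ lies between $\lceil i/2\rceil$ and $i-1$.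
\end{proof}

The conjecture is thus reduced to the following statement, proved in Sections~\ref{sec:cat} and~\ref{sec:E}.

\begin{proposition}\label{prop:chi}
For each of $E,E_1,E_2$ and every $j\ge2$,
\[
\chi_j=r^{1-j}g_j+O(1/n),\qquad g_j=(j-1)!\,\mathrm{Cat}_{j-1}=\frac{(2j-2)!}{j!}.
\]
\end{proposition}

From now on $\gamma_j=r^{1-j}g_j$ with these $g_j$, and $Q_i^*=\Theta_i(\gamma_2,\dots,\gamma_i)$. For instance $g_2=1$ and $g_4=30$ give $Q_4^*=\frac{30}{24}r^{-3}-\frac12r^{-2}=Q_4$.

\section{The cumulants of $E_1$ and $E_2$}\label{sec:cat}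

Both formulas in \eqref{eq:x12} are built from one sequence. For a positive integer $M$ let
\[
Y_M(z)=\sum_{m=0}^M\frac{M^m}{(M)_m}\,\frac{z^m}{m!},\qquad\psi(w)=\frac{Y_M'(Mw)}{Y_M(Mw)}=\sum_{m\ge0}\psi_m(M)\,w^m .
\]
If $\kappa_j(M)$ are the cumulants of the sequence $M^m/(M)_m$, then $Y_M'/Y_M=\sum_j\kappa_j(M)z^{j-1}/(j-1)!$, so the scaling $z=Mw$ is the one that matches the normalization of $\chi_j$:
\begin{equation}\label{eq:kpsi}
M^{j-1}\kappa_j(M)=(j-1)!\,\psi_{j-1}(M).
\end{equation}

\begin{lemma}\label{lem:psi}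
For fixed $m$, $\psi_m(M)=\mathrm{Cat}_m+O(1/M)$ as $M\to\infty$.
\end{lemma}

\begin{proof}
Let $Y=Y_M=\sum y_mz^m$. Then $(M-m)(m+1)y_{m+1}=My_m$ for $m\le M-1$. The coefficient of $z^m$ is $m(m+1)y_{m+1}$ in $zY''$ and $M(m+1)y_{m+1}-My_m$ in $M(Y'-Y)$, so $zY''=M(Y'-Y)$ modulo $z^M$. Divide by $MY$ and put $z=Mw$. Since $Y''/Y=(Y'/Y)'+(Y'/Y)^2$, which is $\psi'/M+\psi^2$, we get the Riccati equation
\[
\psi=1+w\psi^2+\frac1M\,w\psi'\pmod{w^M},
\]
a perturbation of $c=1+wc^2$. In coefficients, $\psi_0=1$ and $\bigl(1-\frac mM\bigr)\psi_m=\sum_{a+b=m-1}\psi_a\psi_b$ for $1\le m\le M-1$. Induction on $m$ and the Catalan recurrence give the claim.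
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:chi} for $E_2$ and $E_1$]
Let $n\ge j$. For $E_2$, \eqref{eq:x12} gives $\kappa_j=\kappa_j(N)$, so $\chi_j=r^{1-j}N^{j-1}\kappa_j(N)=r^{1-j}(j-1)!\,\psi_{j-1}(N)$. For $E_1$, \eqref{eq:x12} says that $\sum_mx_mz^m/m!=Y_n(z/r)^r$ modulo $z^{n+1}$. Taking logarithms, $\kappa_j=r\cdot r^{-j}\kappa_j(n)$, so $\chi_j=r^{1-j}(j-1)!\,\psi_{j-1}(n)$. Apply Lemma~\ref{lem:psi}.
\end{proof}

The two ensembles differ only in whether $\psi_{j-1}$ is evaluated at $M=rn$ or at $M=n$.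

\section{The uniform $0$-$1$ ensemble}\label{sec:E}

\subsection{Conditioning the configuration model}

A $0$-$1$ matrix with line sums $r$ arises from exactly $(r!)^{2n}$ bijections $\tau$: each row distributes its $r$ points among its $r$ entries $1$, and so does each column. Hence $E$ is $E_2$ conditioned on the event that all $a_{uv}\le1$.

For $J\subset[n]$ consider the reduced model in which row $u$ and column $u$ own $r_u=r-\mathbf 1_{u\in J}$ points each and $\tau$ is a uniform bijection between the $N-|J|$ row points and the $N-|J|$ column points. Let $S_J$ be the probability that $a_{uv}\le1$ for all $u,v$ and $a_{jj}=0$ for all $j\in J$. Put $S_m=S_{[m]}$; in particular $S_0$ is the probability of the conditioning event.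

\begin{lemma}\label{lem:rho}
For $0\le m\le n$, $x_m^E=\dfrac{N^m}{(N)_m}\,\rho_m$ with $\rho_m=S_m/S_0$.
\end{lemma}

\begin{proof}
Consider the event that all entries are at most $1$ and $a_{11}=\dots=a_{mm}=1$. On it, each entry $a_{jj}$, $j\le m$, is realized by a unique matched pair of points, so the event splits into $r^{2m}$ disjoint events according to these pairs. Given pairs belong to $\tau$ with probability $1/(N)_m$; conditionally on this, the rest of $\tau$ is the reduced model for $J=[m]$, and the remaining requirement has probability $S_m$. So $E(a_{11}\cdots a_{mm})=\frac{r^{2m}}{(N)_m}\frac{S_m}{S_0}$; now use \eqref{eq:diag}.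
\end{proof}

\subsection{What must be known about $\rho_m$}

The cumulant $\kappa_j$ has size $n^{1-j}$ and is needed with error $O(n^{-j})$, while it is a polynomial in $x_1,\dots,x_j$, which are of size $1$. An estimate such as $\rho_m=1+O(1/n)$ is therefore of no use. What is needed is that $\rho_m$ behaves like a smooth function of $m/n$, and this is expressed by finite differences. Let $\Delta h(m)=h(m+1)-h(m)$. We recall
\begin{gather}
\Delta^lh(0)=\sum_{m=0}^l(-1)^{l-m}\binom lmh(m),\qquad h(m)=\sum_{l=0}^m\binom ml\Delta^lh(0),\label{eq:newton}\\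
\Delta^l(hp)(0)=\sum_{k=0}^l\binom lk\Delta^kh(0)\,\Delta^{l-k}p(k).\label{eq:leibniz}
\end{gather}
Put $d_l=\Delta^l\rho(0)$; then $d_0=1$.

\begin{lemma}\label{lem:perturb}
If $d_l=O(n^{-l})$ for every fixed $l$, then $\chi_j^E=\chi_j^{E_2}+O(1/n)$ for every $j\ge2$.
\end{lemma}

\begin{proof}
Let $Y=Y_N=\sum y_mz^m$, let $n\ge j$, and work modulo $z^{j+1}$. Since $\sum_m\binom mly_mz^m=\frac{z^l}{l!}Y^{(l)}(z)$, Lemma~\ref{lem:rho} and \eqref{eq:newton} give
\[
\sum_mx_m^E\frac{z^m}{m!}=\sum_my_m\rho_mz^m=\sum_{l\ge0}d_l\frac{z^l}{l!}Y^{(l)}(z).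
\]
Put $z=Nw$ and $B_l(w)=Y^{(l)}(Nw)/Y(Nw)$. Then $B_0=1$, and differentiating the quotient gives $B_{l+1}=\psi B_l+N^{-1}B_l'$, with $\psi$ taken for $M=N$. By Lemma~\ref{lem:psi} each coefficient of $\psi$ is $O(1)$, and by induction on $l$ so is each coefficient of each $B_l$. Now
\[
\log\sum_mx_m^E\frac{(Nw)^m}{m!}=\log Y(Nw)+\log\Bigl(1+\sum_{l\ge1}d_lN^l\,\frac{w^l}{l!}\,B_l(w)\Bigr),
\]
and the last term has $O(1)$ coefficients because $d_lN^l=O(1)$. The coefficient of $w^j$ gives $N^j\kappa_j^E=N^j\kappa_j^{E_2}+O(1)$; divide by $r^jn$.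
\end{proof}

\begin{example}
The first two cases of the hypothesis follow from Section~\ref{sec:low}. From $x_1=1$ we get $\rho_1=1$ and $d_1=0$, so $d_2=\rho_2-1=(x_2^E-x_2^{E_2})\frac{N-1}N$. Since $(n-r)(rn-1)-r(n-1)^2=-n(r-1)^2$, this yields $d_2=-\bigl(\frac{r-1}{r(n-1)}\bigr)^2$.
\end{example}

It remains to show that $S_0$ is bounded below and that $\Delta^lS(0)=O(n^{-l})$. Differences in $m$ compare models with different numbers of points, so we replace the probabilities $S_J$ by an algebraic expression in which $J$ enters through explicit factors.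

\subsection{Inclusion--exclusion}

For integers $a\ge0$, setting $x=-1$ in $(1+x)^a=\sum_h\binom ahx^h$ and in $a(1+x)^{a-1}=\sum_hh\binom ahx^{h-1}$ gives
\[
\mathbf 1_{a=0}=\sum_{h\ge0}(-1)^h\binom ah,\qquad\mathbf 1_{a\le1}=\sum_{h\ge0}\beta_h\binom ah,\qquad\beta_h=(-1)^h(1-h).
\]
Note that $\beta_0=1$, $\beta_1=0$, $\beta_2=-1$. Let $b=(b_{uv})$ range over $n\times n$ matrices of nonnegative integers, with row sums $b_{u+}$, column sums $b_{+u}$ and total $|b|$. Define
\[
w_J(b)=\prod_{u,v}\frac{\beta^J_{uv}(b_{uv})}{b_{uv}!}\prod_{u=1}^n(r_u)_{b_{u+}}(r_u)_{b_{+u}},\qquad G_s(J)=\sum_{|b|=s}w_J(b),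
\]
where $\beta^J_{uv}(h)=(-1)^h$ if $u=v\in J$ and $\beta^J_{uv}(h)=\beta_h$ otherwise.

\begin{lemma}\label{lem:IE}
$G_s(J)=0$ for $s>N-|J|$, and $S_J=\sum_{s\le N-|J|}G_s(J)/(N-|J|)_s$.
\end{lemma}

\begin{proof}
If $|b|>N-|J|=\sum_ur_u$, then $b_{u+}>r_u$ for some $u$ and $w_J(b)=0$. The indicator of the event defining $S_J$ is $\prod_{u,v}\sum_h\beta^J_{uv}(h)\binom{a_{uv}}h$; expand the product into a finite sum over $b$. The factor $\prod\binom{a_{uv}}{b_{uv}}$ counts the sets of $|b|$ disjoint pairs of points that are contained in $\tau$ and have $b_{uv}$ pairs between row $u$ and column $v$. Listing such pairs cell by cell, we choose the points of row $u$ in $(r_u)_{b_{u+}}$ ways and those of column $u$ in $(r_u)_{b_{+u}}$ ways, and each set is listed $\prod b_{uv}!$ times. Each set is contained in $\tau$ with probability $1/(N-|J|)_{|b|}$.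
\end{proof}

By symmetry $G_s(J)$ depends only on $|J|$, and we write $G_s(m)$. To bound the denominators we use
\begin{equation}\label{eq:falling}
(y)_s\ge(y/e)^s\qquad(0\le s\le y\text{ integers}),
\end{equation}
which follows from $(y)_s=s!\binom ys\ge s!\,(y/s)^s$ and $s!\ge(s/e)^s$. So every unit of $|b|$ costs a factor $\eta$ of order $1/n$. The expansion converges absolutely because $\beta_1=0$: for $0<\eta\le1$ the nonzero values of one cell have total weight
\begin{equation}\label{eq:cell}
\sum_{h\ge1}\frac{|\beta_h|}{h!}\eta^h\le\eta^2\sum_{h\ge2}\Bigl(\frac1{(h-1)!}-\frac1{h!}\Bigr)=\eta^2,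
\end{equation}
and the $n^2$ cells together give at most $e^{n^2\eta^2}=O(1)$. With $\beta_1\ne0$ the same bound would be exponential in $n$. That $r$ is fixed is used precisely to keep $n\eta$ bounded.

\begin{lemma}\label{lem:S0}
$S_0\to e^{-(r-1)^2/2}$.
\end{lemma}

\begin{proof}
We have $S_0=\sum_{|b|\le N}w_\emptyset(b)/(N)_{|b|}$. By $(r)_k\le r^k$ and \eqref{eq:falling}, each term is at most $\prod_{u,v}|\beta_{b_{uv}}|\eta^{b_{uv}}/b_{uv}!$ in absolute value, where $\eta=er^2/N=er/n$; let $n$ be so large that $\eta\le1$. Matrices with an entry $1$ contribute $0$. As in \eqref{eq:cell}, the values $h\ge3$ of a cell have total weight at most $\eta^3$, so the matrices with an entry $\ge3$ contribute at most $n^2\eta^3e^{n^2\eta^2}=O(1/n)$. There are at most $n^3$ pairs of cells in a common row or column, so the matrices with two nonzero entries in one line contribute at most $n^3\eta^4e^{n^2\eta^2}=O(1/n)$. The remaining $b$ have $a$ entries equal to $2$, in distinct rows and columns, and zeros elsewhere. They contribute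
\[
\sum_{a\ge0}\binom na^2a!\,\Bigl(-\frac12\Bigr)^a\frac{(r(r-1))^{2a}}{(N)_{2a}},
\]
where for $r=1$ only $a=0$ is present. Since $\binom na^2a!\le n^{2a}/a!$, the $a$-th term is bounded by $\frac1{a!}\bigl(e^2(r-1)^2/2\bigr)^a$, and it tends to $\frac1{a!}\bigl(-(r-1)^2/2\bigr)^a$. Dominated convergence finishes the proof.
\end{proof}

\subsection{Differences of the numerators}

The $l$-th difference of $G_s$ factorizes over the indices $j\in[l]$, and the factor for $j$ vanishes unless $b$ has a nonzero entry in row $j$ or column $j$; we then say that $b$ \emph{touches} $j$. Touching one prescribed index costs a factor $1/n$. For $l=1$: either $b_{11}\ne0$, at cost $O(\eta)$, or one of the $2(n-1)$ other cells in row $1$ or column $1$ is nonzero, at total cost $O(n\eta^2)$. The estimate is stated with an arbitrary constant $K$ to absorb the factors $e^s$ lost in \eqref{eq:falling}.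

\begin{lemma}\label{lem:G}
For fixed $l\ge0$ and $K>0$, $\ \sum_{s\ge0}|\Delta^lG_s(0)|\,(K/n)^s=O(n^{-l})$. Consequently $\sum_{s\ge0}|G_s(m)|\,(K/n)^s=O(1)$ for fixed $m$.
\end{lemma}

\begin{proof}
Let $n\ge l$. For $J\subset[l]$ write $w_J(b)=V(b)\prod_{j\in J}\theta_j^1\prod_{j\in[l]\setminus J}\theta_j^0$, where
\[
\theta_j^0=\frac{\beta_{b_{jj}}}{b_{jj}!}\,(r)_{b_{j+}}(r)_{b_{+j}},\qquad\theta_j^1=\frac{(-1)^{b_{jj}}}{b_{jj}!}\,(r-1)_{b_{j+}}(r-1)_{b_{+j}},
\]
and $V(b)$, which does not depend on $J$, is the product of $\beta_{b_{uv}}/b_{uv}!$ over the cells other than $(j,j)$, $j\le l$, and of $(r)_{b_{u+}}(r)_{b_{+u}}$ over $u>l$. By \eqref{eq:newton},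
\[
\Delta^lG_s(0)=\sum_{J\subset[l]}(-1)^{l-|J|}G_s(J)=\sum_{|b|=s}V(b)\prod_{j=1}^l(\theta_j^1-\theta_j^0).
\]
If $b$ does not touch $j$, then $\theta_j^0=\theta_j^1=1$; so only matrices touching every $j\in[l]$ contribute. Since $1+|\beta_h|\le2\max(h,1)$, we have $|\theta^1_j-\theta^0_j|\le2\,\frac{\max(b_{jj},1)}{b_{jj}!}\,r^{b_{j+}+b_{+j}}$. The powers of $r$ multiply to $r^{2|b|}$. With $\eta=r^2K/n$,
\begin{equation}\label{eq:touch}
\sum_s|\Delta^lG_s(0)|\Bigl(\frac Kn\Bigr)^s\le2^l\sum_{b\text{ touching all of }[l]}\ \prod_{u,v}\alpha_{uv}(b_{uv})\,\eta^{b_{uv}},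
\end{equation}
where $\alpha_{jj}(h)=\max(h,1)/h!$ for the $l$ \emph{special} cells $(j,j)$, $j\le l$, and $\alpha_{uv}(h)=|\beta_h|/h!$ for all other cells; always $\alpha_{uv}(0)=1$. Let $n$ be so large that $\eta\le1$, and put $\omega_{uv}=\sum_{h\ge1}\alpha_{uv}(h)\eta^h$. Then $\omega_{uv}\le\eta^2$ for ordinary cells by \eqref{eq:cell}, and $\omega_{jj}\le\eta\sum_{h\ge1}1/(h-1)!=e\eta$ for special cells.

Say that the cell $(u,v)$ covers $u$ and $v$. If $b$ touches all of $[l]$, its support contains a minimal set $H$ of cells covering $[l]$. By minimality $|H|\le l$, and every cell of $H$ has an index in $[l]$. For fixed $H$, the sum in \eqref{eq:touch} over all $b$ with support containing $H$ is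
\[
\prod_{H}\omega_{uv}\prod_{H^c}(1+\omega_{uv})\le e^{n^2\eta^2+el\eta}\prod_H\omega_{uv}=O(1)\prod_H\omega_{uv}.
\]
Suppose that $H$ consists of $h_1$ off-diagonal cells with both indices in $[l]$, $h_2$ cells with exactly one index in $[l]$, and $h_3$ special cells. There are at most $l^2$, $2ln$ and $l$ cells of these kinds, and they cover $2$, $1$ and $1$ indices of $[l]$, so $2h_1+h_2+h_3\ge l$. Summing over $H$,
\[
\sum_H\prod_H\omega_{uv}\le\sum_{\substack{h_1+h_2+h_3\le l\\2h_1+h_2+h_3\ge l}}(l^2\eta^2)^{h_1}(2ln\eta^2)^{h_2}(el\eta)^{h_3}=O(n^{-l}),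
\]
because each of the boundedly many terms is $O(n^{-2h_1-h_2-h_3})$. The last assertion follows from the second identity in \eqref{eq:newton}.
\end{proof}

\subsection{Differences of $S_m$}

The denominators $(N-m)_s$ also depend on $m$. Their reciprocals have small differences as long as $s$ stays away from $N$, and the terms with large $s$ are negligible.

\begin{lemma}\label{lem:S}
For every fixed $l$, $\Delta^lS(0)=O(n^{-l})$.
\end{lemma}

\begin{proof}
Let $s_0=\lfloor N/2\rfloor$ and let $n$ be so large that $s_0+2l\le N$. For $0\le m\le l$ we have $N-m\ge N/2$, so by \eqref{eq:falling} and Lemma~\ref{lem:G} the part of the sum in Lemma~\ref{lem:IE} with $s>s_0$ is at most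
\[
\sum_{s>s_0}|G_s(m)|\Bigl(\frac{2e}N\Bigr)^s\le e^{-s_0}\sum_s|G_s(m)|\Bigl(\frac{2e^2}N\Bigr)^s=O(e^{-N/2}).
\]
For $s\le s_0$ let $p_s(m)=1/(N-m)_s$. From $(y)_{s+1}=y\,(y-1)_s=(y-s)(y)_s$ we get $\frac1{(y-1)_s}-\frac1{(y)_s}=\frac s{(y)_{s+1}}$, that is, $\Delta p_s=s\,p_{s+1}$. Iterating, for $q,k\le l$,
\[
0\le\Delta^qp_s(k)=\frac{s(s+1)\cdots(s+q-1)}{(N-k)_{s+q}}\le(s+q)^q\Bigl(\frac{2e}N\Bigr)^{s+q}\le q!\Bigl(\frac{2e^2}N\Bigr)^{s+q},
\]
where the last step uses $x^q/q!\le e^x$. By \eqref{eq:leibniz} and Lemma~\ref{lem:G} with $K=2e^2/r$,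
\[
\sum_{s\le s_0}|\Delta^l(G_sp_s)(0)|\le\sum_{k=0}^lO(n^{-(l-k)})\sum_s|\Delta^kG_s(0)|\Bigl(\frac Kn\Bigr)^s=O(n^{-l}).\qedhere
\]
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:chi} for $E$]
By Lemmas~\ref{lem:S0} and~\ref{lem:S}, $d_l=\Delta^lS(0)/S_0=O(n^{-l})$. Lemma~\ref{lem:perturb} transfers the statement from $E_2$ to $E$.
\end{proof}

Propositions~\ref{prop:chi} and~\ref{prop:reduce}(i),(iii) show that $T_i=nQ_i^*+O(1)$ for all three ensembles, with $Q_i^*=\sum_{k=\lceil i/2\rceil}^{i-1}a_k^*(i)r^{-k}$. This proves the conjecture. It remains to show that $Q_i^*=Q_i$.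

\section{The explicit coefficients}\label{sec:coef}

Instead of summing over trees we use the ensemble $E_2$, for which the partition functions with neighboring exponents satisfy a linear recurrence. Both $Q_i^*$ and $Q_i$ are polynomials in $1/r$ with coefficients independent of $r$, so it suffices to prove $Q_i^*=Q_i$ for all $r\ge2$. This restriction gives $n+1\le N$, which the recurrence needs.

Let $L(X^m)=N^m/(N)_m$ for $m\le N$ (and $0$ for $m>N$), let $\sigma=1-t$, $D=1+tU=\sigma+tX$, and $z_a=L(D^a)$. By \eqref{eq:L}, $\log z_n=\sum_iT_it^i$. Differentiating, $tz_n'=nL(tUD^{n-1})=n(z_n-z_{n-1})$, so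
\begin{equation}\label{eq:ratio}
\sum_{i\ge2}i\,\frac{T_i}n\,t^i=1-\frac{z_{n-1}}{z_n}.
\end{equation}
We therefore need the limit of the ratio of consecutive $z_a$.

\begin{lemma}\label{lem:rec}
$(N-n)z_{n+1}=(N-2n\sigma)z_n+n\sigma^2z_{n-1}$.
\end{lemma}

\begin{proof}
The relation $(N-m)L(X^{m+1})=NL(X^m)$, $m\le N-1$, is the case $p=X^m$ of the identity $L(NXp-X^2p'-Np)=0$, which thus holds for $\deg p\le N-1$. Take $p=D^n$, so $p'=ntD^{n-1}$, multiply by $t$, and insert $tX=D-\sigma$:
\[
N(z_{n+1}-\sigma z_n)-n(z_{n+1}-2\sigma z_n+\sigma^2z_{n-1})-Ntz_n=0.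
\]
Collect terms, using $\sigma+t=1$.
\end{proof}

A three-term recurrence determines a ratio only if the two consecutive ratios in it have the same limit. The cluster formula supplies this.

\begin{lemma}\label{lem:R}
As $n\to\infty$, $z_{n+1}/z_n$ and $z_n/z_{n-1}$ converge coefficientwise to the same power series $R(t)$, and $R(0)=1$.
\end{lemma}

\begin{proof}
Apply \eqref{eq:cluster} with $a=n+1$ and $a=n$ and the same cumulants:
\[
[t^i]\log\frac{z_{n+1}}{z_n}=\sum_{\text{clusters of order }i}\mathrm{wt}\cdot\bigl((n+1)^q-n^q\bigr)n^{|\pi|-i}\prod_B\chi_{|B|}.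
\]
Here $(n+1)^q-n^q=qn^{q-1}(1+O(1/n))$, $q+|\pi|\le i+1$ with equality only for trees, and $\chi_j\to\gamma_j$. So the limit is the sum of $\mathrm{wt}\cdot q\prod_B\gamma_{|B|}$ over tree clusters. Since also $n^q-(n-1)^q=qn^{q-1}(1+O(1/n))$, the limit for $z_n/z_{n-1}$ is the same. Each coefficient of the exponential of a series without constant term is a polynomial in finitely many of its coefficients, so the ratios converge as well.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
Let $r\ge2$. Dividing Lemma~\ref{lem:rec} by $nz_n$ and letting $n\to\infty$ gives $(r-1)R=r-2\sigma+\sigma^2/R$, that is,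
\begin{equation}\label{eq:quad}
rR(R-1)-(R-\sigma)^2=0.
\end{equation}
This equation has at most one power series solution with constant term $1$: if $R,\tilde R$ are two, then $(R-\tilde R)\bigl[(r-1)(R+\tilde R)-(r-2\sigma)\bigr]=0$, and the bracket has constant term $2(r-1)-(r-2)=r\ne0$. The heuristic of Section~\ref{sec:low} suggests the value of $D$ at $X=1/(1-y)$, with $y$ as in \eqref{eq:y}; so let $\tilde R=\frac{1-\sigma y}{1-y}$. Then $\tilde R(0)=1$, $\tilde R-1=\frac{ty}{1-y}$ and $\tilde R-\sigma=\frac t{1-y}$, whence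
\[
(1-y)^2\bigl[r\tilde R(\tilde R-1)-(\tilde R-\sigma)^2\bigr]=t\cdot ry(1-\sigma y)-t^2=0
\]
by \eqref{eq:y}. So $R=\tilde R$. Passing to the limit in \eqref{eq:ratio} and using \eqref{eq:y} once more,
\[
\sum_iiQ_i^*t^i=1-\frac1R=\frac{ty}{1-\sigma y}=ry^2=\frac{t^2}r\,c\Bigl(\frac{t\sigma}r\Bigr)^2=\sum_{k\ge1}\mathrm{Cat}_k\,\frac{t^{k+1}(1-t)^{k-1}}{r^k},
\]
where $c(x)^2=(c(x)-1)/x=\sum_{k\ge1}\mathrm{Cat}_kx^{k-1}$. The coefficient of $t^i$ is
\[
\sum_k\mathrm{Cat}_k(-1)^{i-1-k}\binom{k-1}{i-1-k}r^{-k},
\]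
and the binomial coefficient is nonzero exactly when $0\le i-1-k\le k-1$, that is, $i/2\le k\le i-1$. Hence this coefficient is $iQ_i$; this computation is valid for every $r$ and proves \eqref{eq:gf}. So $Q^*_i=Q_i$ for all $r\ge2$, therefore $a_k^*(i)=a_k(i)$, and $Q_i^*=Q_i$ also for $r=1$. With $T_i=nQ_i^*+O(1)$ the theorem follows.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:sharp}\textup{(b)}]
Lemma~\ref{lem:C} and Section~\ref{sec:trees} use only $x_0=x_1=1$. Apply Proposition~\ref{prop:reduce}(ii) with $\gamma_j=r^{1-j}(2j-2)!/j!$ and use $\Theta_i(\gamma_2,\dots,\gamma_i)=Q_i^*=Q_i$.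
\end{proof}

\begin{remark}[The sum of the series at $t=1$]
The series $F(t)=\sum Q_it^i$ is the stationary value of $\Phi$ from Section~\ref{sec:low}:
\[
F(t)=ry+(r-1)\log(1-y)+\log(1-\sigma y).
\]
Indeed, both sides vanish at $t=0$; the partial derivative of the right side in $y$ is $\frac{t-ry(1-\sigma y)}{(1-y)(1-\sigma y)}=0$, and its partial derivative in $t$ is $\frac y{1-\sigma y}=ry^2/t=F'(t)$. Let $r\ge5$. The zeros of $1-4t\sigma/r$ are complex conjugates with product $r/4$, so $\sqrt{1-4t\sigma/r}$ has an analytic branch on the disk $|t|<\sqrt r/2$, which contains $t=1$. The branch is positive on $[0,1]$ and could equal $-1$ only at $t=0$ or $t=1$. Hence $c(t\sigma/r)=2/(1+\sqrt{1-4t\sigma/r})$, $y$ and $F$ are analytic on the disk. On $[0,1]$ we have $0\le y\le2/r<1$, so the closed form persists up to $t=1$, where $y=1/r$ and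
\[
\sum_{i\ge2}Q_i=1+(r-1)\log\Bigl(1-\frac1r\Bigr).
\]
By Stirling's formula this is also $\lim\frac1n\log\frac{N^n}{(N)_n}=\lim\frac1n\log\frac{E_2(\operatorname{perm}A)}{E_B(\operatorname{perm}B)}$, the value that \eqref{eq:Tdef} suggests at $t=1$. Theorem~\ref{thm:main} concerns each fixed $i$ and does not by itself justify exchanging the limit in $n$ with the sum over $i$.
\end{remark}

\begin{thebibliography}{9}
\bibitem{Fed} Paul Federbush, \emph{A Mysterious Cluster Expansion Associated to the Expectation Value of the Permanent of 0-1 Matrices}, arXiv:1607.00885 (2016).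
\end{thebibliography}
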